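# Approximating Wigner-positive states inside finite Fock space

## 1. Thermal states: approximants read off a Taylor series

A quantum state of one mode has a Wigner function, a real function on phase space that would be a probability density if it did not sometimes take negative values. Some states have a Wigner function that is nowhere negative. Suppose $\rho$ is one of these. Can we approximate it, in trace norm, by states that use only finitely many Fock levels and whose Wigner functions are also nowhere negative? The question is taken from Nicolas J. Cerf, Ulysse Chabaud, Jack Davis, Nuno C. Dias, João N. Prata, and Zacharie Van Herstraeten, "Characterising the sets of quantum states with non-negative Wigner function", arXiv:2512.14820 (2025). We shall see that the answer is yes. We fix the definitions, and then settle the thermal states, for which the approximants can be written down.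

**Definition (states, Fock spaces).** A state on a closed subspace $\mathcal H\subseteq L^2(\mathbb R)$ is a positive semi-definite trace-class operator $\rho$ on $L^2(\mathbb R)$ with $\mathrm{tr}\,\rho=1$ and range contained in $\mathcal H$; the set of these is $\mathcal D(\mathcal H)$. We write $|n\rangle=h_n$ for the $n$-th Hermite function, so that $h_0(x)=\pi^{-1/4}e^{-x^2/2}$, $h_1(x)=\sqrt2\,x\,h_0(x)$, and in general $h_n$ is a polynomial of degree $n$ times $e^{-x^2/2}$. We put $\mathcal H^N=\mathrm{span}\{h_0,\dots,h_N\}$, let $P_N$ be the orthogonal projection onto $\mathcal H^N$, and let $\hat n$ be the number operator, $\hat n|n\rangle=n|n\rangle$.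

**Definition (Wigner function, WPS).** For a trace-class operator $A$ with singular value decomposition $A=\sum_j s_j|\psi_j\rangle\langle\varphi_j|$ we use the kernel $A(x,y)=\sum_j s_j\psi_j(x)\overline{\varphi_j(y)}$ and set
$$WA(x,p)=\frac1{2\pi}\int_{\mathbb R}A\left(x+\tfrac y2,x-\tfrac y2\right)e^{-ipy}\,dy .$$
A state $\rho\in\mathcal D(\mathcal H)$ is Wigner-positive (a WPS) if $W\rho\ge0$ everywhere. The set of WPS on $\mathcal H$ is $\mathcal D_+(\mathcal H)$; we write $\mathcal D_+=\mathcal D_+(L^2(\mathbb R))$ and $\mathcal D_+^N=\mathcal D_+(\mathcal H^N)$.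

Throughout, $z=(x,p)$, $r^2=|z|^2=x^2+p^2$, and $\|\cdot\|_1$ is the trace norm. We use freely that $\|XAY\|_1\le\|X\|\,\|A\|_1\|Y\|$, that $|\mathrm{tr}A|\le\|A\|_1$, and that $\|A\|_1=\mathrm{tr}A$ for $A\ge0$.

A second form of $W$ makes its continuity visible. For $z=(x,p)$ let $(\Pi_z\psi)(y)=e^{2ip(y-x)}\psi(2x-y)$. This is a unitary operator, and
$$(\Pi_z^2\psi)(y)=e^{2ip(y-x)}e^{2ip(x-y)}\psi(y)=\psi(y),$$
so $\Pi_z$ is its own inverse and hence self-adjoint. It is strongly continuous in $z$: for continuous compactly supported $\psi$ this is dominated convergence, and unitarity extends it to all $\psi$. Substituting $y\to2v$ in the definition of $W$, we get for a rank-one operator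
$$W(|\psi\rangle\langle\varphi|)(z)=\frac1\pi\int\psi(x+v)\overline{\varphi(x-v)}e^{-2ipv}dv=\frac1\pi\langle\varphi,\Pi_z\psi\rangle ,$$
where the last step is the substitution $y=x-v$ in $\langle\varphi,\Pi_z\psi\rangle=\int\overline{\varphi(y)}e^{2ip(y-x)}\psi(2x-y)\,dy$. Summing over the singular value decomposition (the sum converges absolutely because $\sum_j s_j<\infty$) gives
$$WA(z)=\tfrac1\pi\,\mathrm{tr}(A\Pi_z),\qquad |WA(z)|\le\tfrac1\pi\|A\|_1. \tag{1}$$
Three consequences: $WA$ is continuous in $z$, being a series of continuous functions dominated by $s_j/\pi$; $WA$ is real when $A$ is self-adjoint; and for fixed $z$ the number $WA(z)$ depends continuously on $A$ in trace norm. In particular $\mathcal D_+$ is trace-norm closed.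

Two formulas will do most of the computing. The first is the Gaussian integral
$$\int_{\mathbb R}e^{-c\alpha^2-i\omega\alpha}\,d\alpha=\sqrt{\tfrac{\pi}{c}}\;e^{-\omega^2/(4c)}\qquad(c>0,\ \omega\in\mathbb R). \tag{2}$$
The second is Mehler's formula: for $0<u<1$ the operator $u^{\hat n}$ has kernel
$$G(x,y)=\frac1{\sqrt{\pi(1-u^2)}}\exp\left(-\tfrac\kappa4(x+y)^2-\tfrac1{4\kappa}(x-y)^2\right),\qquad\kappa=\frac{1-u}{1+u}. \tag{3}$$

Here are the smallest examples. From $h_0(x+\frac y2)h_0(x-\frac y2)=\pi^{-1/2}e^{-x^2-y^2/4}$ and (2) we find $W(|0\rangle\langle0|)=\frac1\pi e^{-r^2}$. Differentiating (2) in $\omega$ gives $\int y\,e^{-y^2/4-ipy}dy=-4ip\sqrt\pi\,e^{-p^2}$, and then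
$$W(|1\rangle\langle0|)=\frac{\sqrt2}{2\pi\sqrt\pi}e^{-x^2}\int\left(x+\tfrac y2\right)e^{-y^2/4-ipy}dy=\frac{\sqrt2}{\pi}(x-ip)e^{-r^2}.$$
Similarly $W(|1\rangle\langle1|)=\frac1\pi(2r^2-1)e^{-r^2}$; more generally $W(|n\rangle\langle n|)=\frac{(-1)^n}\pi L_n(2r^2)e^{-r^2}$ with $L_n$ the Laguerre polynomial, a textbook formula. So $|0\rangle\langle0|$ is a WPS, and $|1\rangle\langle1|$ is not, having value $-1/\pi$ at the origin. But the equal mixture of the two has Wigner function $\frac1\pi r^2e^{-r^2}\ge0$. This mixture begins a family.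

**Lemma 1.** The state $\tau_m=2^{-m}\sum_{k=0}^m\binom mk|k\rangle\langle k|\in\mathcal D(\mathcal H^m)$ satisfies
$$W\tau_m(z)=\frac1\pi e^{-r^2}\frac{r^{2m}}{m!}\ge0 .$$
Moreover, for $q\in(0,1)$ and $a=\frac{2q}{1+q}\in(0,1)$, we have $\sum_{m\ge0}a^m\tau_m=(1+q)\,q^{\hat n}$ in trace norm.

*Proof.* Since $\sum_k\binom mk=2^m$, $\tau_m$ is a state. The series $\sum_ma^m\tau_m$ converges in trace norm because $\|\tau_m\|_1=1$. Its sum is diagonal, with $k$-th entry
$$\sum_{m\ge k}\binom mk\left(\frac a2\right)^m=\frac{(a/2)^k}{(1-a/2)^{k+1}} .$$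
Here $\frac a2=\frac q{1+q}$ and $1-\frac a2=\frac1{1+q}$, so the entry equals $(1+q)q^k$. This is the operator identity.

Next we compute $W(q^{\hat n})$. Its kernel is (3) with $u$ replaced by $q$ and $\kappa$ by $\kappa_q=\frac{1-q}{1+q}=1-a$. At the arguments $(x+\frac y2,x-\frac y2)$ the sum is $2x$ and the difference is $y$, so by (2) with $c=1/(4\kappa_q)$
$$W(q^{\hat n})(z)=\frac1{2\pi}\frac{e^{-\kappa_qx^2}}{\sqrt{\pi(1-q^2)}}\int e^{-y^2/(4\kappa_q)-ipy}dy=\frac1{2\pi}\sqrt{\frac{4\pi\kappa_q}{\pi(1-q^2)}}\;e^{-\kappa_qr^2}=\frac1{\pi(1+q)}e^{-(1-a)r^2},$$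
because $\kappa_q/(1-q^2)=(1+q)^{-2}$. As $W$ at a fixed point is trace-norm continuous,
$$\sum_{m\ge0}a^m\,W\tau_m(z)=(1+q)W(q^{\hat n})(z)=\frac1\pi e^{-r^2}e^{ar^2}. \tag{4}$$
As $q$ runs through $(0,1)$, so does $a$. Hence (4) is an equality of two power series in $a$, valid for all $a\in(0,1)$. Comparing coefficients of $a^m$ gives $W\tau_m=\frac1\pi e^{-r^2}r^{2m}/m!$. $\square$

Put
$$\theta_M=\sum_{m=0}^Ma^m\tau_m,\qquad e_M(s)=\sum_{m=0}^M\frac{s^m}{m!}.$$
By Lemma 1, $\theta_M\ge0$ is supported on $\mathcal H^M$ and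
$$\pi e^{r^2}W\theta_M(z)=e_M(ar^2),\qquad \mathrm{tr}\,\theta_M=\sum_{m=0}^Ma^m\le\frac1{1-a}. \tag{5}$$

**Proposition 2 (thermal states).** Let $0<q<1$ and let $\omega_q=(1-q)q^{\hat n}$ be the thermal state. Then $\theta_M/\mathrm{tr}\,\theta_M\in\mathcal D_+^M$ and $\theta_M/\mathrm{tr}\,\theta_M\to\omega_q$ in trace norm as $M\to\infty$.

*Proof.* By (5), $W\theta_M\ge0$. By Lemma 1, $\theta_M\to(1+q)q^{\hat n}$ in trace norm, and so $\mathrm{tr}\,\theta_M\to\frac{1+q}{1-q}$. Divide. $\square$

The function $\pi e^{r^2}W$ of $(1+q)q^{\hat n}$ is the exponential $e^{ar^2}$, and the approximants are its Taylor polynomials, which are positive because all their coefficients are.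

What changes for a general WPS? The same proof works for every convergent mixture $\sum_mc_m\tau_m$ with $c_m\ge0$, but such mixtures are far from exhausting $\mathcal D_+$. Already on $\mathcal H^2$, since $L_2(2s)=1-4s+2s^2$, the state $\frac12(|0\rangle\langle0|+|2\rangle\langle2|)$ has
$$\pi e^{r^2}W=\tfrac12+\tfrac12(1-4r^2+2r^4)=(1-r^2)^2\ge0 .$$
It is a WPS. It is not a mixture of the $\tau_m$, because the coefficient of $r^2$ is negative and the coefficients of a power series are unique. Coherent states are not even rotation invariant. For a general $\rho$ there is no positive series to truncate.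

## 2. Density of $\bigcup_N\mathcal D_+^N$ and the role of extreme points

For a convex set $C$, a point $c\in C$ is extreme if $c=\lambda c_1+(1-\lambda)c_2$ with $c_i\in C$ and $0<\lambda<1$ forces $c_1=c_2=c$. The set of extreme points is $\mathrm{Extr}(C)$, and $\overline{\mathrm{conv}}$ denotes the trace-norm closure of the convex hull. The set $\mathcal D_+$ is convex, since $W$ is linear.

**Theorem A.** Every $\rho\in\mathcal D_+$ is a trace-norm limit of elements of $\bigcup_N\mathcal D_+^N$. Equivalently,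
$$\mathcal D_+=\overline{\mathrm{conv}}\Big(\bigcup_{N\in\mathbb N}\mathrm{Extr}(\mathcal D_+^N)\Big).$$

**Why the two forms are equivalent.** The set $\mathcal D_+^N$ is convex, closed and bounded in a finite-dimensional space. Hence it is compact, and by Minkowski's theorem it is the convex hull of its extreme points. Since $\mathcal D_+^N\subseteq\mathcal D_+^{N+1}$, the union $\bigcup_N\mathcal D_+^N$ is convex. Therefore
$$\mathrm{conv}\bigcup_N\mathrm{Extr}(\mathcal D_+^N)=\bigcup_N\mathcal D_+^N\subseteq\mathcal D_+ , \tag{6}$$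
and $\mathcal D_+$ is closed. So the closure of the left side equals $\mathcal D_+$ exactly when every $\rho\in\mathcal D_+$ is a limit of elements of the union.

Let us see these sets in the smallest cases. $\mathcal D_+^0$ is the single point $|0\rangle\langle0|$. A general state on $\mathcal H^1$ is
$$\rho=(1-b)|0\rangle\langle0|+b|1\rangle\langle1|+c|1\rangle\langle0|+\bar c|0\rangle\langle1|,$$
and the formulas of Section 1 give
$$\pi e^{r^2}W\rho(z)=1-2b+2br^2+2\sqrt2\,\mathrm{Re}\big(c(x-ip)\big).$$
If $b>0$, the minimum over directions at radius $r$ is $1-2b+2br^2-2\sqrt2|c|r$, and minimizing over $r\ge0$ (at $r=|c|/(\sqrt2\,b)$) gives $1-2b-|c|^2/b$. If $b=0$, positivity of $\rho$ forces $c=0$. Hence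
$$\mathcal D_+^1:\quad |c|^2\le b(1-2b),\qquad\text{that is,}\qquad |c|^2+2\left(b-\tfrac14\right)^2\le\tfrac18 .$$
(Positivity of $\rho$, which is $|c|^2\le b(1-b)$, then holds automatically.) This is a solid ellipsoid in $\mathbb R^3$, so its extreme points are the points of its surface. Two of them are $\tau_0$ ($b=0$) and $\tau_1$ ($b=\frac12$, $c=0$). On the surface $\det\rho=b(1-b)-b(1-2b)=b^2$, so every extreme point except $|0\rangle\langle0|$ has rank two: extreme in $\mathcal D_+^1$ does not mean pure.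

## 3. Cutting a coherent state, and a uniform error that cannot be repaired

The obvious approximant of $\rho$ on $\mathcal H^N$ is its compression $\rho_N=P_N\rho P_N$, normalized. It converges, by a fact that we shall use several times.

**Fact (strong convergence).** If $T_k$ are self-adjoint, $\|T_k\|\le1$ and $T_k\to1$ strongly, then $T_kAT_k\to A$ in trace norm for every trace-class $A$. For $A=|\psi\rangle\langle\varphi|$,
$$\|T_kAT_k-A\|_1\le\|T_k\psi-\psi\|\,\|T_k\varphi\|+\|\psi\|\,\|T_k\varphi-\varphi\|\to0 .$$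
Linearity gives finite-rank $A$. In general write $A=F+R$ with $F$ of finite rank and $\|R\|_1\le\eta$; then $\|T_kAT_k-A\|_1\le\|T_kFT_k-F\|_1+2\eta$.

But $\rho_N$ need not be Wigner-positive. For $\beta=(x_0+ip_0)/\sqrt2$ let $\psi_\beta(y)=\pi^{-1/4}e^{ip_0y-(y-x_0)^2/2}$ be the coherent state at $z_0=(x_0,p_0)$. By (2), $W(|\psi_\beta\rangle\langle\psi_\beta|)(z)=\frac1\pi e^{-|z-z_0|^2}>0$. We recall two textbook facts: up to a phase that does not depend on $n$, $\langle h_n,\psi_\beta\rangle=e^{-|\beta|^2/2}\beta^n/\sqrt{n!}$; and for self-adjoint trace-class $A,B$ we have the overlap formula $2\pi\int WA\,WB\,dz=\mathrm{tr}(AB)$.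

**Lemma 3.** If $\psi=\sum_{n=0}^Nc_nh_n$ with $N\ge1$ and $c_N\ne0$, then $W(|\psi\rangle\langle\psi|)$ takes a negative value.

*Proof.* We have $|\langle\psi_\beta,\psi\rangle|^2=e^{-|\beta|^2}\big|\sum_{n\le N}c_n\bar\beta^n/\sqrt{n!}\big|^2$. The sum is a polynomial of degree $N\ge1$ in $\bar\beta$, so it vanishes at some $\beta$. For this $\beta$, with $z_0$ the corresponding point, the overlap formula gives $\int W(|\psi\rangle\langle\psi|)(z)\,e^{-|z-z_0|^2}dz=0$. If $W(|\psi\rangle\langle\psi|)\ge0$ everywhere, this continuous function would vanish identically, contradicting $2\pi\int W(|\psi\rangle\langle\psi|)^2dz=\|\psi\|^4>0$. $\square$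

So if $\rho=|\psi_\beta\rangle\langle\psi_\beta|$ with $\beta\ne0$, then for every $N\ge1$ the compression $\rho_N$ fails to be Wigner-positive, however small $\|\rho-\rho_N\|_1$ is. For $N=1$ one sees the negativity by hand: for real $c\neq0$,
$$\pi e^{r^2}W(|h_0+ch_1\rangle\langle h_0+ch_1|)=1+2\sqrt2\,cx+c^2(2r^2-1)=(\sqrt2\,cx+1)^2+2c^2p^2-c^2,$$
which is $-c^2$ at $x=-1/(\sqrt2c)$, $p=0$.

The next thing to try is a repair: the negativity of $W\rho_N$ ought to be small, so add a small Wigner-positive operator $D$ that covers it. With $\|\rho-\rho_N\|_1\le\delta$, (1) yields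
$$W\rho_N=W\rho-W(\rho-\rho_N)\ge-\tfrac\delta\pi .$$
Here the argument stops. The bound $\delta/\pi$ is small but does not decay, and no trace-class $D$ has $WD\ge\delta/\pi$ everywhere: by the overlap formula $WD$ is square integrable. For large $r$ one can use instead that $e^{r^2}W\rho_N$ is a polynomial (Lemma 5 below), but its coefficients are not controlled by $\delta$. If that estimate takes over only beyond a radius $R$, then a $D$ on a finite Fock space with $WD\ge0$ everywhere and $WD\ge\delta/\pi$ on the disc of radius $R$ costs $\mathrm{tr}D=\int WD\,dz\ge\delta R^2$. As $R$ is chosen after $N$ and $\delta$, nothing in the hypotheses makes this small.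

Formally, the operator with constant Wigner function is the identity: $W1=\frac1{2\pi}$, from the kernel $\delta(x-y)$. So (1) says that the error is at most $2\|\rho-\rho_N\|_1\cdot W1$, and the trouble is that $1$ has infinite trace. Suppose now that some operation of the form $A\mapsto GAG$ preserves pointwise inequalities between Wigner functions, with $G$ close to $1$. It would turn the bound by $W1$ into a bound by $W(G^2)$. With $G=e^{-t\hat n}$, $G^2=q^{\hat n}$ with $q=e^{-2t}$, an unnormalized thermal state, and Proposition 2 shows how to imitate that inside finite Fock space. It remains to prove that this $G$ preserves pointwise inequalities.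

## 4. The filter $e^{-t\hat n}$ and its positive Gaussian kernel

For $t>0$ put
$$G=G_t=e^{-t\hat n},\quad u=e^{-t},\quad q=u^2=e^{-2t},\quad a=\frac{2q}{1+q}\in(0,1),\quad 1-a=\frac{1-q}{1+q}=\tanh t,$$
and note that $\kappa=\frac{1-u}{1+u}=\tanh(t/2)$ in Mehler's formula (3).

**Lemma 4.** For every trace-class $A$ and $z\in\mathbb R^2$,
$$W(GAG)(z)=\int_{\mathbb R^2}K(z,w)\,WA(w)\,dw,\qquad K(z,w)=\frac2{\pi(1-u^2)}\,e^{-\frac{|z-w|^2}{2\kappa}-\frac{\kappa|z+w|^2}2}>0. \tag{7}$$
Consequently: (i) if $WA\ge0$, then $W(GAG)\ge0$; (ii) $|W(GAG)(z)|\le\dfrac{2\|A\|_1}{\pi(1+q)}\,e^{-r^2}e^{ar^2}$.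

*Proof.* **Step 1: the product of two Mehler kernels.** We start with $A$ a finite linear combination of operators $|m\rangle\langle n|$, so that the kernel of $A$ and $WA$ are Schwartz functions and all integrals below make sense. The kernel of $GAG$ at $(x,y)$ is $\iint G(x,x')A(x',y')G(y',y)\,dx'dy'$. Write $x=X+\frac Y2$, $y=X-\frac Y2$, $x'=X'+\frac{Y'}2$, $y'=X'-\frac{Y'}2$; then $dx'dy'=dX'dY'$. In the two Mehler factors, the sums of the arguments are $(X+X')\pm\frac12(Y+Y')$, with squares adding up to $2(X+X')^2+\frac12(Y+Y')^2$. The differences are $\pm(X-X')+\frac12(Y-Y')$, with squares adding up to $2(X-X')^2+\frac12(Y-Y')^2$. Hence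
$$G\left(X+\tfrac Y2,X'+\tfrac{Y'}2\right)G\left(X'-\tfrac{Y'}2,X-\tfrac Y2\right)=\frac{e^{-\frac\kappa2(X+X')^2-\frac1{2\kappa}(X-X')^2}}{\pi(1-u^2)}\;e^{-\frac\kappa8(Y+Y')^2-\frac1{8\kappa}(Y-Y')^2}.$$
The $X$ variables and the $Y$ variables have separated.

**Step 2: integrate out $Y$ and $Y'$.** Fourier inversion of the definition of $WA$ gives
$$A\left(X'+\tfrac{Y'}2,X'-\tfrac{Y'}2\right)=\int WA(X',P')e^{iP'Y'}dP' .$$
Insert this in $W(GAG)(X,P)=\frac1{2\pi}\int(GAG)(X+\frac Y2,X-\frac Y2)e^{-iPY}dY$. For fixed $X$ the integrand is absolutely integrable in $(Y,X',Y',P')$: $WA$ is integrable in $(X',P')$, the last exponential above is integrable in $(Y,Y')$, and the first is bounded. By Fubini we may do the $(Y,Y')$ integral first. With $\alpha=Y+Y'$ and $\beta=Y-Y'$ we have $dY\,dY'=\frac12d\alpha\,d\beta$ and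
$$-PY+P'Y'=-\frac{P(\alpha+\beta)}2+\frac{P'(\alpha-\beta)}2=-\frac\alpha2(P-P')-\frac\beta2(P+P') .$$
Apply (2) twice, with $c=\frac\kappa8$, $\omega=\frac{P-P'}2$, and with $c=\frac1{8\kappa}$, $\omega=\frac{P+P'}2$:
$$\iint e^{-\frac\kappa8\alpha^2-\frac1{8\kappa}\beta^2}e^{-iPY+iP'Y'}dY\,dY'=\tfrac12\sqrt{\tfrac{8\pi}\kappa}\sqrt{8\pi\kappa}\;e^{-\frac{(P-P')^2}{2\kappa}-\frac{\kappa(P+P')^2}2}=4\pi\,e^{-\frac{(P-P')^2}{2\kappa}-\frac{\kappa(P+P')^2}2}.$$
The constant is $\frac1{2\pi}\cdot\frac1{\pi(1-u^2)}\cdot4\pi=\frac2{\pi(1-u^2)}$. With $z=(X,P)$ and $w=(X',P')$ this is (7).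

**Step 3: all trace-class $A$.** Finite combinations of the $|m\rangle\langle n|$ are trace-norm dense, since $P_NAP_N\to A$. For fixed $z$ both sides of (7) are trace-norm continuous in $A$: the left by (1) and $\|GAG\|_1\le\|A\|_1$, the right because $|WA|\le\|A\|_1/\pi$ and $K(z,\cdot)$ is integrable. So (7) holds for all trace-class $A$, and (i) follows from $K>0$.

**Step 4: the bound (ii).** We need $\int K(z,w)\,dw$. Put $\mu=\kappa+\kappa^{-1}$ and $\nu=\kappa^{-1}-\kappa$. Expanding the squares, the exponent in $K$ is $-\frac\mu2(|z|^2+|w|^2)+\nu\,z\cdot w$. Completing the square in $w\in\mathbb R^2$,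
$$\int_{\mathbb R^2}e^{-\frac\mu2|w|^2+\nu z\cdot w}dw=\frac{2\pi}\mu e^{\frac{\nu^2}{2\mu}|z|^2},\qquad\text{and}\qquad \frac\mu2-\frac{\nu^2}{2\mu}=\frac{\mu^2-\nu^2}{2\mu}=\frac2\mu,$$
because $\mu^2-\nu^2=4$. Moreover $\frac2\mu=\frac{2\kappa}{1+\kappa^2}=\tanh t=1-a$ by the double-angle formula and $\kappa=\tanh(t/2)$. Therefore
$$\int K(z,w)\,dw=\frac2{\pi(1-u^2)}\cdot\frac{2\pi}\mu e^{-\frac2\mu r^2}=\frac{2\tanh t}{1-q}e^{-(1-a)r^2}=\frac2{1+q}e^{-r^2}e^{ar^2}. \tag{8}$$
Together with $|WA|\le\|A\|_1/\pi$ in (7), this gives (ii). $\square$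

To check (7) on an example, take $A=|0\rangle\langle0|$, so that $GAG=A$. Completing the square as in Step 4, with $\frac\mu2+1$ in place of $\frac\mu2$ in the quadratic term in $w$, the exponent is $-\frac\mu2|z|^2+\frac{\nu^2}{2(\mu+2)}|z|^2=-\frac\mu2|z|^2+\frac{\mu-2}2|z|^2=-|z|^2$. Since $\mu+2=\frac{(1+\kappa)^2}\kappa=\frac4{1-u^2}$, the constant is $\frac2{\pi(1-u^2)}\cdot\frac1\pi\cdot\frac{2\pi}{\mu+2}=\frac1\pi$. The right side of (7) is $\frac1\pi e^{-r^2}$, as it should be.

By (4), the function in (ii) is $2\|A\|_1W(q^{\hat n})$, as the heuristic of Section 3 predicted.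

## 5. Polynomial tails and the proof of Theorem A

One difficulty is left. The filtered error is bounded by a small multiple of $e^{-r^2}e^{ar^2}$, and we want to cover it by a multiple of $W\theta_M=\frac1\pi e^{-r^2}e_M(ar^2)$. But $e_M(s)/e^s\to0$ as $s\to\infty$: for fixed $M$, a Taylor polynomial cannot compete with the exponential far out. There we use that a state on $\mathcal H^N$ has a polynomial tail.

**Lemma 5.** If $A=P_NAP_N$, then $e^{r^2}WA(z)$ is a polynomial in $(x,p)$ of degree at most $2N$.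

*Proof.* By linearity take $A=|m\rangle\langle n|$ with $m,n\le N$. Since $\frac12(x+\frac y2)^2+\frac12(x-\frac y2)^2=x^2+\frac{y^2}4$, the function $h_m(x+\frac y2)h_n(x-\frac y2)$ is $e^{-x^2-y^2/4}$ times a polynomial in $(x,y)$ of degree $m+n$. By (2), $\int y^ke^{-y^2/4-ipy}dy=\left(i\frac{d}{dp}\right)^k\left(2\sqrt\pi\,e^{-p^2}\right)$, which is $e^{-p^2}$ times a polynomial of degree $k$ in $p$. Hence a monomial $x^jy^k$ contributes $e^{-r^2}$ times a polynomial of degree $j+k\le m+n\le2N$. $\square$

*Proof of Theorem A.* By Section 2 we only need the approximation. Let $\rho\in\mathcal D_+$ and $0<\varepsilon<\frac14$. The constants are chosen in the order $t,\delta,N,C,S,M$.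

**Step 1: filter, so that a later truncation error has thermal decay.** As $t\to0$, $G_t\to1$ strongly, and $\|G_t\|\le1$. By the strong convergence fact of Section 3 we can fix $t>0$ with $\|G\rho G-\rho\|_1<\varepsilon$. By Lemma 4(i), $W(G\rho G)\ge0$.

**Step 2: truncate, and bound the negativity in two ways.** Choose $\delta>0$ with $\delta+\frac{4\delta}{\tanh t}<\varepsilon$, and then $N$ such that $\rho_N=P_N\rho P_N$ satisfies $\|\rho-\rho_N\|_1\le\delta$. Put $A=G\rho_NG\ge0$. It is supported on $\mathcal H^N$, since $G$ commutes with $P_N$. Write $A=G\rho G-G(\rho-\rho_N)G$. The first term has nonnegative Wigner function; Lemma 4(ii) applies to the second, with $\frac2{1+q}\le2$. So the real function $Q(z)=\pi e^{r^2}WA(z)$ satisfies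
$$Q(z)\ge-2\delta\,e^s,\qquad s:=ar^2. \tag{9}$$
Also, by Lemma 5, $Q$ is a polynomial of degree at most $2N$, and $|x^jp^k|\le r^{j+k}\le(1+r^2)^N$ for $j+k\le2N$. Hence for some $C>0$, depending on $N$ and $t$,
$$Q(z)\ge-C(1+r^2)^N. \tag{10}$$
The bound (9) has a small constant and the wrong growth; (10) has the right growth and an uncontrolled constant.

**Step 3: repair with a truncated thermal operator.** Set $B=A+4\delta\,\theta_M$ with $\theta_M$ as in Section 1 for the present $a$, and $M$ still to be chosen. By (5), $\pi e^{r^2}WB=Q+4\delta\,e_M(s)$. Choose $S>0$ such that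
$$C\left(1+\tfrac sa\right)^N\le2\delta\,\frac{s^{N+1}}{(N+1)!}\qquad\text{for all }s\ge S;$$
this is possible since the right side has the larger degree. Then choose $M\ge N+1$ such that $e_M(s)\ge\frac34e^s$ on $[0,S]$; this is possible because $e_M\to\exp$ uniformly on compact sets and $e^s\ge1$ there.

If $s\le S$, then by (9)
$$Q+4\delta e_M(s)\ge-2\delta e^s+3\delta e^s=\delta e^s\ge\delta e_M(s).$$
If $s\ge S$, then by (10), with $r^2=s/a$, we have $Q\ge-2\delta\frac{s^{N+1}}{(N+1)!}\ge-2\delta e_M(s)$, where $M\ge N+1$ is used, and so $Q+4\delta e_M(s)\ge2\delta e_M(s)$. In all cases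
$$WB(z)\ge\frac\delta\pi\,e^{-r^2}e_M(ar^2)>0. \tag{11}$$

**Step 4: count the cost and normalize.** The operator $B\ge0$ is supported on $\mathcal H^M$, and by (5) $\mathrm{tr}\,\theta_M\le\frac1{1-a}=\frac1{\tanh t}$, whatever $M$ is. This uniformity is what allows us to choose $M$ last. Hence
$$\|B-\rho\|_1\le\|G\rho G-\rho\|_1+\|G(\rho_N-\rho)G\|_1+4\delta\,\mathrm{tr}\,\theta_M<\varepsilon+\delta+\frac{4\delta}{\tanh t}<2\varepsilon .$$
So $|\mathrm{tr}B-1|<2\varepsilon<\frac12$, and $\tilde B=B/\mathrm{tr}B$ is a state in $\mathcal D_+^M$. Since $\|\tilde B-B\|_1=|1-\mathrm{tr}B|\cdot\|B\|_1/\mathrm{tr}B=|1-\mathrm{tr}B|$, we get $\|\tilde B-\rho\|_1\le|1-\mathrm{tr}B|+\|B-\rho\|_1<4\varepsilon$. Letting $\varepsilon$ run through a null sequence proves the theorem. $\blacksquare$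

Return to the coherent state of Section 3. By Lemma 3 an element of $\mathcal D_+^M$ that is pure must be $|0\rangle\langle0|$. So, apart from $|0\rangle\langle0|$ itself, every WPS approximant in $\bigcup_N\mathcal D_+^N$ is mixed, and in the proof the mixing is supplied by $4\delta\,\theta_M$.

## 6. Several modes, interior approximants, and weighted trace norms

The proof gives more than it was asked for: (11) is a strict inequality with a lower bound of the largest polynomial degree that operators on $\mathcal H^M$ can reach. We exploit this, in any number of modes.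

**Setting.** On $L^2(\mathbb R^d)$ let $h_\alpha=h_{\alpha_1}\otimes\dots\otimes h_{\alpha_d}$ for multi-indices $\alpha$, let $\hat n$ be the total number operator, $\hat nh_\alpha=|\alpha|h_\alpha$, and let $\mathcal H_d^N=\mathrm{span}\{h_\alpha:|\alpha|\le N\}$ with projection $P_N$. The Wigner function lives on $\mathbb R^{2d}$, has prefactor $(2\pi)^{-d}$, and $z=(z_1,\dots,z_d)$ with $z_j=(x_j,p_j)$, $r^2=\sum_j|z_j|^2$. The sets $\mathcal D_+$ and $\mathcal D_+^N$ are defined as before, with $L^2(\mathbb R^d)$ and $\mathcal H^N_d$.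

**Theorem B.** Let $d\ge1$ and $\rho\in\mathcal D_+$ on $L^2(\mathbb R^d)$.

1. There are $M_k$ and $\rho_k\in\mathcal D_+^{M_k}$ with $\|\rho_k-\rho\|_1\to0$, where each $\rho_k$ is an interior point of $\mathcal D_+^{M_k}$ relative to the affine space of Hermitian trace-one operators on $\mathcal H_d^{M_k}$.
2. Let $f:\mathbb N\to[1,\infty)$ satisfy $\sum_kf(k)^2q^k<\infty$ for all $q<1$ (for example $f(k)=(1+k)^\sigma$ with $\sigma\ge0$), and put $\Lambda=f(\hat n)$. If $\mathrm{tr}(\Lambda^2\rho)<\infty$, then one can choose the $\rho_k$ in (1) with also $\|\Lambda(\rho_k-\rho)\Lambda\|_1\to0$.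
3. If $\rho$ commutes with every $e^{i\phi\hat n}$, then the $\rho_k$ can all be chosen to do so as well.

With $f(k)=(1+k)^{1/2}$, for instance, (2) says that if $\rho$ has finite mean photon number, then so that $\mathrm{tr}(\hat n\rho_k)\to\mathrm{tr}(\hat n\rho)$ the approximants can be chosen: indeed $|\mathrm{tr}(\Lambda(\rho_k-\rho)\Lambda)|\le\|\Lambda(\rho_k-\rho)\Lambda\|_1$, and $\rho_k$, $\rho$ have the same trace.

*Proof.* **Step 1: the lemmas in $d$ modes.** The operator $\Pi_z=\bigotimes_j\Pi_{z_j}$ is again a self-adjoint unitary, strongly continuous in $z$, and the substitution $y\to2v$ now produces $2^d$, so $WA=\pi^{-d}\mathrm{tr}(A\Pi_z)$ and $|WA|\le\pi^{-d}\|A\|_1$. Since $G=e^{-t\hat n}=\bigotimes_jG^{(j)}$ and the Wigner function of an elementary tensor is the product of the Wigner functions, Lemma 4 holds for combinations of elementary tensors of operators $|m\rangle\langle n|$, with kernel $\prod_jK(z_j,w_j)>0$. It extends to all trace-class $A$ by density and continuity exactly as in Step 3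 of that proof. Hence $G\,\cdot\,G$ preserves nonnegativity of the Wigner function, and by (8) in each mode
$$|W(GAG)(z)|\le\Big(\frac2{\pi(1+q)}\Big)^d\|A\|_1e^{-r^2}e^{ar^2}\le\Big(\frac2\pi\Big)^d\|A\|_1e^{-r^2}e^{ar^2}.$$

Put $\tau_m^{(d)}=\sum_{|\alpha|=m}\tau_{\alpha_1}\otimes\dots\otimes\tau_{\alpha_d}\ge0$. It is diagonal in the Hermite basis and supported on $\mathcal H_d^m$. By Lemma 1 and the multinomial theorem,
$$W\tau_m^{(d)}=\pi^{-d}e^{-r^2}\sum_{|\alpha|=m}\prod_j\frac{|z_j|^{2\alpha_j}}{\alpha_j!}=\pi^{-d}e^{-r^2}\frac{r^{2m}}{m!}.$$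
Multiplying out $d$ copies of the series in Lemma 1, we also get
$$\sum_ma^m\tau_m^{(d)}=(1+q)^dq^{\hat n},\qquad\sum_ma^m\,\mathrm{tr}\,\tau_m^{(d)}=(1-a)^{-d}. \tag{12}$$
Finally, Lemma 5 holds verbatim: for $|h_\alpha\rangle\langle h_\beta|$ the polynomial is a product of one-mode polynomials of degree at most $\alpha_j+\beta_j$, of total degree at most $|\alpha|+|\beta|\le2N$.

**Step 2: the construction in $d$ modes.** Let $0<\varepsilon<\frac14$. Fix $t$ with $\|G\rho G-\rho\|_1<\varepsilon$, then $\delta>0$ with $\delta+2^{d+1}\delta(\tanh t)^{-d}<\varepsilon$, then $N$ with $\|\rho-\rho_N\|_1\le\delta$. Put $A=G\rho_NG$ and $Q=\pi^de^{r^2}WA$. As before, $Q\ge-2^d\delta e^s$ with $s=ar^2$, and $Q\ge-C(1+r^2)^N$. Let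
$$\theta_M=\sum_{m\le M}a^m\tau_m^{(d)},\qquad B=A+2^{d+1}\delta\,\theta_M .$$
Choose $S$ with $C(1+s/a)^N\le2^d\delta\frac{s^{N+1}}{(N+1)!}$ for $s\ge S$, and $M\ge N+1$ with $e_M\ge\frac34\exp$ on $[0,S]$. For $s\le S$ we have $\pi^de^{r^2}WB\ge-2^d\delta e^s+\frac34\,2^{d+1}\delta e^s=2^{d-1}\delta e^s\ge2^{d-1}\delta e_M(s)$. For $s\ge S$ we have $\pi^de^{r^2}WB\ge-2^d\delta e_M(s)+2^{d+1}\delta e_M(s)=2^d\delta e_M(s)$. Thus
$$WB\ge\pi^{-d}2^{d-1}\delta\,e^{-r^2}e_M(ar^2). \tag{13}$$
By (12), $\mathrm{tr}\,\theta_M\le(\tanh t)^{-d}$, so $\|B-\rho\|_1<\varepsilon+\delta+2^{d+1}\delta(\tanh t)^{-d}<2\varepsilon$, and, exactly as in Step 4 of the proof of Theorem A, $B/\mathrm{tr}B\in\mathcal D_+^M$ and $\|B/\mathrm{tr}B-\rho\|_1<4\varepsilon$. Take $\rho_k$ to be this state for $\varepsilon=\varepsilon_k\to0$.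

**Step 3: the approximants are interior, which proves (1).** We must show that both constraints, positivity of the operator and of its Wigner function, hold with room to spare. First, $B$ is positive definite on $\mathcal H_d^M$. Indeed $B\ge2^{d+1}\delta a^M\tau_M^{(d)}$, and the diagonal entry of $\tau_M^{(d)}$ at $h_\beta$ is $\sum_{|\alpha|=M}\prod_j2^{-\alpha_j}\binom{\alpha_j}{\beta_j}$, which is positive for every $|\beta|\le M$ because there is an $\alpha\ge\beta$ with $|\alpha|=M$. Secondly, $(1+r^2)^M\le2^M\max(1,r^{2M})$, while $e_M(ar^2)\ge\max\left(1,\frac{a^Mr^{2M}}{M!}\right)$. So (13) gives $e^{r^2}WB\ge c(1+r^2)^M$ for some $c>0$. On the other hand, for Hermitian $H$ on $\mathcal H_d^M$ the matrix entries are bounded by $\|H\|_1$, and $e^{r^2}WH$ is a combination, with these coefficients, of fixed polynomials of degree at most $2M$. So $|e^{r^2}WH|\le C'\|H\|_1(1+r^2)^M$. Hence, if $\mathrm{tr}H=0$ and $\|H\|_1$ is small enough, $B/\mathrm{tr}B+H$ is still positive with nonnegative Wigner function.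

**Step 4: weighted norms, which proves (2).** First we give meaning to $\Lambda\rho\Lambda$. The hypothesis reads $\sum_\alpha f(|\alpha|)^2\|\rho^{1/2}h_\alpha\|^2=\mathrm{tr}(\Lambda^2\rho)<\infty$. For every $\psi$ we have $\sum_\alpha f(|\alpha|)^2|\langle h_\alpha,\rho^{1/2}\psi\rangle|^2\le\|\psi\|^2\,\mathrm{tr}(\Lambda^2\rho)$, so $\rho^{1/2}\psi$ is in the domain of $\Lambda$. Summing over an orthonormal basis $(\psi_i)$, $\sum_i\|\Lambda\rho^{1/2}\psi_i\|^2=\sum_\alpha f(|\alpha|)^2\|\rho^{1/2}h_\alpha\|^2<\infty$. Thus $\Lambda\rho^{1/2}$ is Hilbert–Schmidt, and $\sigma:=\Lambda\rho\Lambda:=(\Lambda\rho^{1/2})(\Lambda\rho^{1/2})^*$ is trace class. Its matrix entries are $\langle h_\alpha,\sigma h_\beta\rangle=f(|\alpha|)f(|\beta|)\langle h_\alpha,\rho h_\beta\rangle$, because $(\Lambda\rho^{1/2})^*h_\alpha=f(|\alpha|)\rho^{1/2}h_\alpha$.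

Since $G$, $P_N$, $\Lambda$ are all diagonal, comparing matrix entries gives $\Lambda B\Lambda=GP_N\sigma P_NG+2^{d+1}\delta\,\Lambda\theta_M\Lambda$. Hence
$$\|\Lambda(B-\rho)\Lambda\|_1\le\|G\sigma G-\sigma\|_1+\|\sigma-P_N\sigma P_N\|_1+2^{d+1}\delta\,\mathrm{tr}(\Lambda^2\theta_M).$$
The last trace is bounded uniformly in $M$: by (12), $\theta_M\le(1+q)^dq^{\hat n}$, both being diagonal, so
$$\mathrm{tr}(\Lambda^2\theta_M)\le(1+q)^d\,\mathrm{tr}(\Lambda^2q^{\hat n})=(1+q)^d\sum_k\binom{k+d-1}{d-1}f(k)^2q^k=:C_t<\infty .$$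
The series converges because the binomial is polynomial in $k$, hence at most a constant times $(q'/q)^k$ for any $q'\in(q,1)$, and $\sum_kf(k)^2q'^k<\infty$. Now make the choices of Step 2 with extra requirements: $t$ so small that also $\|G\sigma G-\sigma\|_1<\varepsilon$; then $\delta$ so small that also $2^{d+1}\delta C_t<\varepsilon$; then $N$ so large that also $\|\sigma-P_N\sigma P_N\|_1<\varepsilon$; then $S$ and $M$. This gives $\|\Lambda(B-\rho)\Lambda\|_1<3\varepsilon$. Finally
$$\Lambda\Big(\frac B{\mathrm{tr}B}-\rho\Big)\Lambda=\frac1{\mathrm{tr}B}\Lambda(B-\rho)\Lambda+\Big(\frac1{\mathrm{tr}B}-1\Big)\sigma,$$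
and $|\mathrm{tr}B-1|<2\varepsilon$, so the trace norm tends to $0$ with $\varepsilon$.

**Step 5: symmetry, which proves (3).** $G$ and $P_N$ are functions of $\hat n$, and $\theta_M$ is diagonal in the Hermite basis. So if $\rho$ commutes with all $e^{i\phi\hat n}$, then so does $B=GP_N\rho P_NG+2^{d+1}\delta\,\theta_M$. $\square$

## 7. Density of the finite-Fock extreme points

The approximants built so far are interior points of $\mathcal D_+^{M_k}$, as far from extreme as possible. If $\rho$ is extreme in $\mathcal D_+$, can we approximate it by extreme points of the sets $\mathcal D_+^N$? Splitting each $\rho_k$ into extreme points of $\mathcal D_+^{M_k}$ does not by itself produce a single one close to $\rho$. The tool that does this is Milman's theorem (Rudin, *Functional Analysis*, Thm 3.25): if $K$ is a compact set in a locally convex space and its closed convex hull is compact, then every extreme point of that hull lies in $K$. It needs compactness, and $\mathcal D_+$ is not trace-norm compact: the states $\tau_m$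 lie in $\mathcal D_+$ and have no convergent subsequence, since $\langle h_k,\tau_mh_k\rangle=2^{-m}\binom mk\to0$ for each $k$ while a trace-norm limit would have trace $1$. In the weak\* topology they converge to $0$. This suggests what to do: use the weak\* topology and add the point $0$.

**Theorem C.** For every $d\ge1$, every $\rho\in\mathrm{Extr}(\mathcal D_+)$ is the trace-norm limit of a sequence of extreme points $\rho_k\in\mathrm{Extr}(\mathcal D_+^{N_k})$. Consequently, in trace norm,
$$\overline{\mathrm{Extr}(\mathcal D_+)}=\overline{\bigcup_N\mathrm{Extr}(\mathcal D_+^N)} .$$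

*Proof.* View the self-adjoint trace-class operators as the dual of the real Banach space of self-adjoint compact operators, with pairing $\mathrm{tr}(\rho O)$. This Banach space is separable. Let
$$X=\{\rho\ge0:\ \mathrm{tr}\rho\le1,\ W\rho\ge0\}.$$

**Step 1: $X$ is convex, weak\*-compact and metrizable.** This provides the compactness that Milman's theorem requires. Convexity is clear. The unit ball of the dual of a separable space is weak\*-compact and metrizable, and $\{\rho\ge0,\ \mathrm{tr}\rho\le1\}$ is the subset of the ball given by the weak\*-closed conditions $\mathrm{tr}(\rho|\psi\rangle\langle\psi|)\ge0$. It remains to express $W\rho\ge0$ as a weak\*-closed condition. A single $\Pi_z$ is unitary, not compact, so we average. For $0\le\varphi\in C_c^\infty(\mathbb R^{2d})$ put $O_\varphi=\int\varphi(z)\Pi_z\,dz$, a self-adjoint operator. Writing $z=(x_0,p)$,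
$$(O_\varphi\psi)(x)=\iint\varphi(x_0,p)e^{2ip\cdot(x-x_0)}\psi(2x_0-x)\,dx_0\,dp .$$
With $y=2x_0-x$ we have $x_0=\frac{x+y}2$, $dx_0=2^{-d}dy$ and $2(x-x_0)=x-y$. So $O_\varphi$ has the kernel $2^{-d}\int\varphi\left(\frac{x+y}2,p\right)e^{ip\cdot(x-y)}dp$. This is compactly supported in $x+y$ and a Fourier transform of a smooth compactly supported function in $x-y$, hence a Schwartz function. So $O_\varphi$ is Hilbert–Schmidt, and therefore compact. Moreover $\mathrm{tr}(\rho O_\varphi)=\int\varphi(z)\,\mathrm{tr}(\rho\Pi_z)\,dz=\pi^d\int\varphi\,W\rho\,dz$, where the interchange is justified by expanding $\rho$ spectrally, the sum being absolutely convergent. Since $W\rho$ is continuous, $W\rho\ge0$ if and only if $\mathrm{tr}(\rho O_\varphi)\ge0$ for all such $\varphi$. These are weak\*-closed conditions.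

**Step 2: $X$ is the weak\*-closed convex hull of $E=\{0\}\cup\bigcup_N\mathrm{Extr}(\mathcal D_+^N)$.** This is where the approximation theorem enters. Clearly $E\subseteq X$, and $X$ is convex and weak\*-closed, so the hull is contained in $X$. Conversely let $0\ne\rho\in X$. Then $\rho/\mathrm{tr}\rho\in\mathcal D_+$ is a trace-norm limit of some $\sigma_k\in\bigcup_N\mathcal D_+^N$ by Theorem B. Relation (6) holds in $d$ modes by the same argument, so $\sigma_k\in\mathrm{conv}(E\setminus\{0\})$. Therefore $(\mathrm{tr}\rho)\,\sigma_k+(1-\mathrm{tr}\rho)\cdot0\in\mathrm{conv}E$, and these operators converge to $\rho$ in trace norm, hence weak\*.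

**Step 3: apply Milman's theorem.** Let $K$ be the weak\*-closure of $E$, a compact subset of $X$. Its closed convex hull is $X$, which is compact. So $\mathrm{Extr}(X)\subseteq K$.

**Step 4: an extreme point of $\mathcal D_+$ is an extreme point of $X$.** Let $\rho\in\mathrm{Extr}(\mathcal D_+)$ and $\rho=\lambda\sigma_1+(1-\lambda)\sigma_2$ with $\sigma_i\in X$, $0<\lambda<1$. Taking traces, $1=\lambda\,\mathrm{tr}\sigma_1+(1-\lambda)\,\mathrm{tr}\sigma_2$ with $\mathrm{tr}\sigma_i\le1$. So $\mathrm{tr}\sigma_i=1$, that is, $\sigma_i\in\mathcal D_+$, and $\sigma_1=\sigma_2=\rho$. Hence $\rho\in\mathrm{Extr}(X)\subseteq K$. By metrizability there is a sequence $\rho_k\in E$ with $\rho_k\to\rho$ weak\*. As $\rho\ne0$, only finitely many $\rho_k$ can be $0$; dropping them, $\rho_k\in\bigcup_N\mathrm{Extr}(\mathcal D_+^N)$ and $\mathrm{tr}\rho_k=1$.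

**Step 5: upgrade weak\* to trace-norm convergence.** No mass is lost in the limit, since $\mathrm{tr}\rho_k=1=\mathrm{tr}\rho$, and this is what makes the upgrade possible. Given $0<\eta<1$, choose a finite-rank projection $P$ with $\mathrm{tr}(P\rho)>1-\eta$ (project on enough eigenvectors of $\rho$). Weak\* convergence gives convergence of matrix entries, so $P\rho_kP\to P\rho P$ in trace norm, these operators living on a fixed finite-dimensional space. It also gives $\mathrm{tr}(P\rho_k)>1-\eta$ for large $k$. For any state $\omega$ with $\mathrm{tr}(P\omega)>1-\eta$, the Cauchy–Schwarz inequality for the Hilbert–Schmidt norm $\|\cdot\|_2$ yields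
$$\|(1-P)\omega\|_1\le\|(1-P)\omega^{1/2}\|_2\,\|\omega^{1/2}\|_2=\big(\mathrm{tr}((1-P)\omega)\big)^{1/2}\le\sqrt\eta,$$
and likewise $\|P\omega(1-P)\|_1\le\|\omega(1-P)\|_1\le\sqrt\eta$. Since $\omega-P\omega P=(1-P)\omega+P\omega(1-P)$, we get $\|\omega-P\omega P\|_1\le2\sqrt\eta$. Apply this to $\omega=\rho_k$ and $\omega=\rho$:
$$\limsup_k\|\rho_k-\rho\|_1\le2\sqrt\eta+\lim_k\|P\rho_kP-P\rho P\|_1+2\sqrt\eta=4\sqrt\eta .$$
As $\eta$ is arbitrary, $\rho_k\to\rho$ in trace norm. This proves the first assertion, and the inclusion "$\subseteq$" in the displayed identity.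

**Step 6: the inclusion "$\supseteq$".** We show that $\mathrm{Extr}(\mathcal D_+^N)\subseteq\mathrm{Extr}(\mathcal D_+)$. Let $\rho\in\mathrm{Extr}(\mathcal D_+^N)$ and $\rho=\lambda\sigma_1+(1-\lambda)\sigma_2$ with $\sigma_i\in\mathcal D_+$, $0<\lambda<1$. Then $\lambda\sigma_1\le\rho$ and $(1-\lambda)\sigma_2\le\rho$. For $\psi\perp\mathcal H_d^N$ we have $\rho\psi=0$, because $\rho$ is self-adjoint with range in $\mathcal H_d^N$. So $\langle\psi,\sigma_i\psi\rangle=0$, and since $\sigma_i\ge0$ this gives $\sigma_i\psi=0$. Hence $\sigma_i$ has range in $\mathcal H_d^N$, that is, $\sigma_i\in\mathcal D_+^N$, and extremality of $\rho$ there gives $\sigma_1=\sigma_2=\rho$. Taking closures completes the proof. $\blacksquare$
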